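\title{A Sudoku puzzle with one classical solution and uncountably many quantum solutions}


\begin{abstract}
In SudoQ, a quantum variant of Sudoku, the cells of an $n^2\times n^2$ array hold rank-one projections on $\mathbb C^{n^2}$, and the projections in each row, column and block must sum to the identity. We ask whether an ordinary Sudoku puzzle with exactly one solution can acquire further solutions in this setting. It can: for every $n\ge 19$ we construct a puzzle with $50$ empty cells that has exactly one classical solution and uncountably many quantum solutions. A variant of the construction has quantum solutions and no classical one. Both puzzles encode a parity obstruction for the three coordinate planes of $\mathbb C^3$. For $n=2$ the answer is the opposite: a puzzle with a non-classical solution has at least two classical solutions. The cases $3\le n\le 18$ are not decided here.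
\end{abstract}

\section{Introduction}\label{sec:intro}

Fix an integer $n\ge 2$, put $N=n^2$ and $[N]=\{1,\dots,N\}$. An $N\times N$ array has $N$ rows, $N$ columns and $N$ disjoint $n\times n$ blocks; we call these $3N$ sets of cells the \emph{constraint sets}. A solved Sudoku square has a symbol from $[N]$ in every cell, and every constraint set contains each symbol once. Let $|1\rangle,\dots,|N\rangle$ be the computational basis of $\mathbb C^N$ and replace the symbol $k$ by the projection $|k\rangle\langle k|$. The rule of the game then says that the projections in every constraint set sum to the identity. This form of the rule makes sense for arbitrary rank-one projections, and it defines the quantum game.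

\begin{definition}\label{def:grids}
A \emph{grid} of size $N$ is an $N\times N$ array $A=(A_{ij})$ whose entries are either $0$ (an \emph{empty cell}) or rank-one orthogonal projections $|x\rangle\langle x|$ on $\mathbb C^N$, with $x$ a unit vector (a \emph{clue}). A \emph{quantum square} is a grid without empty cells in which the $N$ projections of every constraint set sum to $I$. A \emph{quantum solution} of a grid $A$ is a quantum square $B$ with $B_{ij}=A_{ij}$ whenever $A_{ij}\neq0$. A grid is \emph{classical} if each of its entries is $0$ or one of the projections $|k\rangle\langle k|$, and a \emph{classical solution} of $A$ is a quantum solution that is a classical grid.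
\end{definition}

Entries are projections and not vectors, so two solutions that differ only by the phases of representing vectors are the same solution. Classical grids are ordinary Sudoku puzzles and classical solutions are their ordinary solutions; we write a classical clue as the symbol $k$ or as $|k\rangle\langle k|$. The condition on a constraint set says that the representing vectors form an orthonormal basis. We shall use this in the following slightly more general form.

\begin{lemma}\label{lem:proj}
Let $x_1,\dots,x_d$ be unit vectors and $\Pi$ an orthogonal projection. Then $\sum_i|x_i\rangle\langle x_i|=\Pi$ if and only if $x_1,\dots,x_d$ is an orthonormal basis of the range of $\Pi$.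
\end{lemma}

\begin{proof}
Suppose that the sum is $\Pi$. For $y\in\ker\Pi$ we have $0=\langle y|\Pi|y\rangle=\sum_i|\langle x_i|y\rangle|^2$, so each $x_i$ lies in $(\ker\Pi)^\perp$, the range of $\Pi$. Then $1=\langle x_i|\Pi|x_i\rangle=1+\sum_{j\ne i}|\langle x_j|x_i\rangle|^2$, so the vectors are orthonormal, and $d=\operatorname{tr}\Pi$ is the dimension of the range. The converse is the expansion of $\Pi$ in an orthonormal basis of its range.
\end{proof}

Let $\mathsf{CG}_N$ be the set of classical grids, $\mathsf{CUG}_N$ the set of classical grids with exactly one classical solution, and $\mathsf{QUG}_N$ the set of grids with exactly one quantum solution. A well-posed Sudoku puzzle is an element of $\mathsf{CUG}_N$. The problem of this paper, which comes from Nechita and Pillet \cite{NP}, is whether a well-posed puzzle stays well posed in the quantum game, that is, whether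
\begin{equation}\label{eq:question}
\mathsf{CUG}_{n^2}\subseteq \mathsf{QUG}_{n^2}\cap\mathsf{CG}_{n^2}.
\end{equation}

Two observations make \eqref{eq:question} a reasonable guess. The first is that the simplest non-classical solutions interpolate between classical ones. For $S\subseteq[N]$ write $\Pi_S=\sum_{k\in S}|k\rangle\langle k|$.

\begin{example}\label{ex:intercalate}
Let $n=2$ and consider the grid on the left, where dots are empty cells.
\[
\begin{array}{|cc|cc|}\hline
\cdot&\cdot&3&4\\ 3&4&1&2\\\hline \cdot&\cdot&4&3\\ 4&3&2&1\\\hline
\end{array}
\qquad\qquad
\begin{array}{|cc|cc|}\hline
P&\Pi_{\{1,2\}}-P&3&4\\ 3&4&1&2\\\hline \Pi_{\{1,2\}}-P&P&4&3\\ 4&3&2&1\\\hline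
\end{array}
\]
Every constraint set with empty cells has two of them and misses the symbols $1,2$. Hence the quantum solutions are the squares on the right, where $P$ is any rank-one projection with range in $\operatorname{span}(|1\rangle,|2\rangle)$. They form a complex projective line, on which $P=|1\rangle\langle1|$ and $P=|2\rangle\langle2|$ are the two classical solutions.
\end{example}

The second observation is that the elementary deductions of a Sudoku player remain valid for quantum solutions. Say that a symbol is \emph{excluded} at an empty cell of a classical grid if it is a clue in some constraint set containing that cell.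

\begin{proposition}\label{prop:singles}
Let $B$ be a quantum solution of a classical grid $A$, let $(i,j)$ be an empty cell of $A$ and $k$ a symbol. Suppose that all symbols other than $k$ are excluded at $(i,j)$, or that some constraint set containing $(i,j)$ does not have $k$ as a clue and $k$ is excluded at all its other empty cells. Then $B_{ij}=|k\rangle\langle k|$.
\end{proposition}

\begin{proof}
By Lemma~\ref{lem:proj}, if $l$ is excluded at a cell then the entry of $B$ in that cell annihilates $|l\rangle$. In the first case the range of $B_{ij}$ is orthogonal to all $|l\rangle$ with $l\ne k$. In the second case the numbers $\langle k|B_c|k\rangle$, over the cells $c$ of the constraint set, sum to $1$ and vanish for $c\neq(i,j)$; so $\langle k|B_{ij}|k\rangle=1$, which for a rank-one projection means $B_{ij}=|k\rangle\langle k|$.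
\end{proof}

A puzzle in $\mathsf{CUG}_N$ that can be completed by repeating these two rules therefore lies in $\mathsf{QUG}_N$. What does not carry over is the case distinction. If the symbols $1$ and $2$ are the only ones not excluded at a cell, a classical argument may treat the two cases in turn, but a quantum entry can project onto $|1\rangle+|2\rangle$ and fall under neither. Our main result exploits this gap.

\begin{theorem}\label{thm:main}
For every $n\ge19$ there is a classical grid $G\in\mathsf{CG}_{n^2}$, with exactly $50$ empty cells, that has exactly one classical solution and uncountably many quantum solutions. Thus $G\in\mathsf{CUG}_{n^2}\setminus\mathsf{QUG}_{n^2}$, and \eqref{eq:question} is false for every $n\geq 19$.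
\end{theorem}

\begin{theorem}\label{thm:more}
\begin{enumerate}
\item[(a)] For every $n$, a classical grid with a non-classical quantum solution has uncountably many quantum solutions. Hence the reverse inclusion $\mathsf{QUG}_{n^2}\cap\mathsf{CG}_{n^2}\subseteq\mathsf{CUG}_{n^2}$ always holds.
\item[(b)] For every $n\ge19$ there is a classical grid that has quantum solutions and no classical solution.
\item[(c)] For $n=2$, a classical grid with a non-classical quantum solution has at least two classical solutions. Hence $\mathsf{CUG}_4=\mathsf{QUG}_4\cap\mathsf{CG}_4$.
\end{enumerate}
\end{theorem}

The range $3\le n\le18$, which contains the $9\times9$ game, is not decided by our arguments.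

Part (a) is a symmetry argument (Section~\ref{sec:phase}). The grids of Theorem~\ref{thm:main} and of part (b) rest on a condition for orthonormal bases of the three coordinate planes of $\mathbb C^3$ that rotated bases satisfy and coordinate bases cannot (Section~\ref{sec:parity}). To express this condition by Sudoku constraints we remove the block constraints from the picture (Section~\ref{sec:frames}), build a six-cell gadget that tests three vectors for a common orthogonal vector (Section~\ref{sec:hexagon}), and connect four such gadgets (Section~\ref{sec:four}). Part (c) is independent of this construction and reduces to coloring a $4$-cycle from lists (Section~\ref{sec:two}). The only external result that we use is K\"onig's theorem on regular bipartite graphs.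

\section{Phase rotations}\label{sec:phase}

A unitary $U$ acts on quantum squares by conjugating every entry. Diagonal unitaries fix all classical clues, so they act on the solutions of a classical grid, and they move every solution that is not classical.

\begin{proof}[Proof of Theorem~\ref{thm:more}(a)]
Let $A$ be a classical grid and $Q$ a solution with an entry $Q_{ij}$ that is not of the form $|k\rangle\langle k|$. A diagonal projection has diagonal entries $0$ and $1$, so a diagonal projection of rank one is some $|k\rangle\langle k|$. Hence $Q_{ij}$ has a matrix element $\langle k|Q_{ij}|l\rangle\ne0$ with $k\neq l$. For $D=\operatorname{diag}(e^{\mathrm i\theta_1},\dots,e^{\mathrm i\theta_N})$ the array with entries $DQ_{i'j'}D^*$ is a quantum square, and it is a solution of $A$ because $D|t\rangle\langle t|D^*=|t\rangle\langle t|$ for all $t$. Its entry in cell $(i,j)$ has matrix element $e^{\mathrm i(\theta_k-\theta_l)}\langle k|Q_{ij}|l\rangle$, which takes uncountably many values.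

If $A\in\mathsf{QUG}_N\cap\mathsf{CG}_N$, its only quantum solution must therefore be classical. Every classical solution is a quantum solution, so $A$ has exactly one classical solution.
\end{proof}

For Theorem~\ref{thm:main} it now suffices to find a classical grid with $50$ empty cells, exactly one classical solution and one non-classical solution.

\section{A parity obstruction in $\mathbb C^3$}\label{sec:parity}

This section contains the idea of the counterexample in its smallest form, free of any array. From here to the end of Section~\ref{sec:four} the index $k$ is taken modulo $3$, with representatives $1,2,3$. Put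
\[
T_k=\{1,2,3\}\setminus\{k\}=\{k+1,k-1\},\qquad V_k=\operatorname{span}\{|j\rangle: j\in T_k\}\subset\mathbb C^3 .
\]
We encode the two symbols of $T_k$ by a \emph{bit}: the symbol $k+1$ has bit $0$ and the symbol $k-1$ has bit $1$. A triple of symbols $p_k\in T_k$ $(k=1,2,3)$ is then a vector $x\in\{0,1\}^3$. We write $\oplus$ for addition modulo $2$ and $\overline{x}=x\oplus111$.

\begin{lemma}\label{lem:bits}
Let $p_k\in T_k$ have bit $x_k$. If $x=000$ then $(p_1,p_2,p_3)=(2,3,1)$, and if $x=111$ then $(p_1,p_2,p_3)=(3,1,2)$. For every other $x$ the set $\{p_1,p_2,p_3\}$ has exactly two elements.
\end{lemma}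

\begin{proof}
The first two claims are the definition. If $x$ is not constant, then going around cyclically a $1$ is followed by a $0$: there is $k$ with $x_{k+1}=1$ and $x_{k+2}=x_{k-1}=0$. Then $p_{k+1}=(k+1)-1=k$ and $p_{k-1}=(k-1)+1=k$, so there are at most two values. There cannot be one value because $T_1\cap T_2\cap T_3=\emptyset$.
\end{proof}

Let
\[
s^0=000,\qquad s^1=011,\qquad s^2=101,\qquad s^3=110
\]
be the four vectors of even weight; for $g\ge1$ the coordinate $s^g_k$ is $0$ exactly when $k=g$. Their complements $111,100,010,001$ are the four vectors of odd weight. Choose an ordered orthonormal basis $(u_k(0),u_k(1))$ of each plane $V_k$ and consider the condition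
\begin{equation}\label{eq:coplanar}
\text{for each } g\in\{0,1,2,3\} \text{ some unit vector is orthogonal to } u_1(s^g_1),\,u_2(s^g_2),\,u_3(s^g_3).
\end{equation}
Define
\[
q_k(s)=\frac{|k+1\rangle-(-1)^s|k-1\rangle}{\sqrt2}\qquad(s=0,1),
\]
\[
h^0=\tfrac1{\sqrt3}(1,1,1),\quad h^1=\tfrac1{\sqrt3}(-1,1,1),\quad h^2=\tfrac1{\sqrt3}(1,-1,1),\quad h^3=\tfrac1{\sqrt3}(1,1,-1).
\]
The $h^g$ point along the four space diagonals of a cube and the $q_k(s)$ along its six directions of face diagonals. For each $k$ the pair $(q_k(0),q_k(1))$ is an orthonormal basis of $V_k$.

\begin{proposition}\label{prop:parity}
\begin{enumerate}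
\item[(a)] The vector $h^g$ is orthogonal to $q_k(s^g_k)$ for all $g$ and $k$. So \eqref{eq:coplanar} holds for the bases $u_k=q_k$.
\item[(b)] Condition \eqref{eq:coplanar} fails whenever all $u_k(s)$ are computational basis vectors.
\end{enumerate}
\end{proposition}

\begin{proof}
(a) A vector of signs $(\varepsilon_1,\varepsilon_2,\varepsilon_3)$ is orthogonal to $q_k(s)$ if and only if $\varepsilon_{k+1}\varepsilon_{k-1}=(-1)^s$. For $h^0$ this product is $1$ for all $k$. For $h^g$ with $g\geq1$ it is $1$ for $k=g$ and $-1$ for $k\ne g$. In all cases it equals $(-1)^{s^g_k}$.

(b) Let $v_k$ be the bit of $u_k(0)$; then $u_k(s)$ has bit $v_k\oplus s$. Three computational basis vectors of $\mathbb C^3$ have a common orthogonal unit vector if and only if they are not all different. By Lemma~\ref{lem:bits}, the condition for $g$ thus reads $v\oplus s^g\notin\{000,111\}$, that is, $v\notin\{s^g,\overline{s^g}\}$. The eight vectors $s^g,\overline{s^g}$ exhaust $\{0,1\}^3$, so no $v$ satisfies all four conditions.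
\end{proof}

The proof of (b) is a case distinction over the eight values of $v$, the kind of argument that a quantum solution escapes. All four conditions are needed: without the one for $g$, the choice $v=s^g$ satisfies the other three.

It remains to express \eqref{eq:coplanar} by rows and columns. There are three difficulties. Blocks impose constraints that we do not want. A cell lies in one row and one column only, whereas the common orthogonal vector must be compared with three vectors, and the basis of $V_k$ must be known to all four conditions; vectors have to be copied from cell to cell. Finally, the device that copies them will have one unintended classical behavior. Controlling it gives Theorem~\ref{thm:more}(b), and allowing it in exactly one way gives Theorem~\ref{thm:main}.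

\section{Frames and their embedding in Sudoku grids}\label{sec:frames}

We isolate the part of a puzzle that matters: the empty cells, and for each row and column the set of missing symbols. All missing symbols will be among $1,2,3$.

\begin{definition}\label{def:frame}
A \emph{frame} is a finite simple bipartite graph, whose two kinds of nodes are called \emph{row nodes} and \emph{column nodes} and whose edges are called \emph{cells}, together with a set $S_v\subseteq\{1,2,3\}$ for each node $v$ such that $|S_v|=\deg v$. The set of cells is denoted by $E$. A \emph{quantum filling} assigns to each cell a rank-one projection on $\mathbb C^3$ so that the projections on the cells at $v$ sum to $\Pi_{S_v}$, for each node $v$. A \emph{classical filling} assigns to each cell a symbol so that the symbols on the cells at $v$ are the elements of $S_v$, each once.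
\end{definition}

Classical fillings are the quantum fillings in which all projections have the form $|j\rangle\langle j|$. The empty cells of Example~\ref{ex:intercalate} form the frame on a $4$-cycle with $S_v=\{1,2\}$ at all nodes.

To realize a frame as a puzzle we first surround it by clues to get an $n\times n$ array with row and column constraints only, and then place this array in an $n^2\times n^2$ grid so that the block constraints repeat column constraints. The first step needs room for the symbols $1,2,3$ in the rows and columns where they are not missing; this is the hypothesis on the sets $M_j$ below. The other symbols are placed by K\"onig's theorem: \emph{the edge set of a $d$-regular bipartite graph is a disjoint union of $d$ perfect matchings.}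

\begin{lemma}\label{lem:embed}
Identify the row nodes of a frame with distinct rows and the column nodes with distinct columns of an $n\times n$ array, so that $E$ becomes a set of positions of the array, and put $S_v=\emptyset$ for every unused row or column $v$. Suppose that there are pairwise disjoint sets $M_1,M_2,M_3$ of positions outside $E$ such that $M_j$ has exactly one position in each row and column $v$ with $j\notin S_v$ and no position in the others. Then there is a grid $G\in\mathsf{CG}_{n^2}$ with exactly $|E|$ empty cells whose quantum solutions correspond bijectively to the quantum fillings of the frame, in such a way that classical solutions correspond to classical fillings.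
\end{lemma}

\begin{proof}
\emph{The small array.} Write the symbol $j$ in the positions of $M_j$. A row or column $v$ contains $|S_v|$ positions of $E$, because $\deg v=|S_v|$, and $3-|S_v|$ positions of $M_1\cup M_2\cup M_3$. The positions outside $E\cup M_1\cup M_2\cup M_3$ therefore form an $(n-3)$-regular bipartite graph between rows and columns. Split it into $n-3$ perfect matchings and write the symbols $4,\dots,n$ on them, one symbol per matching. This gives an array $L$ whose empty positions are those of $E$, and in which each row or column $v$ contains every symbol of $[n]\setminus S_v$ once and no symbol of $S_v$.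

\emph{The large array.} Index the rows of an $n^2\times n^2$ array by pairs $(a,b)$, where $a$ numbers the horizontal band of blocks and $b$ the row within the band, and the columns by pairs $(d,e)$, where $d$ numbers the vertical stack of blocks and $e$ the column within the stack. All indices lie in $\mathbb Z_n$, the block of a cell is given by $(a,d)$, and we use pairs in $\mathbb Z_n^2$ as symbols. The array
\[
K\big((a,b),(d,e)\big)=(b+d,\;a+e)
\]
is a solved Sudoku square: if $(a,b)$, or $(d,e)$, or $(a,d)$ is fixed, the two remaining indices determine the symbol bijectively. Let $X$ be the set of cells with $a=0$ and $e=0$. It is an $n\times n$ array with rows $b$ and columns $d$; for $n=3$ it consists of rows $1,2,3$ and columns $1,4,7$ of the $9\times 9$ array. The constraint sets that meet $X$ are the rows $(0,b)$, the columns $(d,0)$ and the blocks $(0,d)$. Call the $n$ symbols $(t,0)$ \emph{special}. In row $(0,b)$ and in block $(0,d)$ the second coordinate of the symbol is $e$, and in column $(d,0)$ it is $a$. So in each of these constraint sets the special symbols occupy exactly the cells of $X$. Moreover block $(0,d)$ and column $(d,0)$ meet $X$ in the same cells, those of column $d$ of $X$.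

\emph{The grid.} Rename the special symbols $1,\dots,n$ and the others $n+1,\dots,N$, and let $G$ be obtained from $K$ by replacing the contents of $X$ with $L$. A constraint set that does not meet $X$ is full and its projections sum to $I$. Row $(0,b)$ contains as clues each of $n+1,\dots,N$ once and each symbol of $[n]\setminus S_v$ once, where $v$ is row $b$ of $L$. Its constraint therefore says that the projections placed in its empty cells sum to $\Pi_{S_v}$. In the same way the constraints of column $(d,0)$ and of block $(0,d)$ both say this for column $d$ of $L$. By Lemma~\ref{lem:proj} such projections have range in $\operatorname{span}(|1\rangle,|2\rangle,|3\rangle)=\mathbb C^3$. So restriction to the empty cells is a bijection from the quantum solutions of $G$ to the quantum fillings, and a solution is classical if and only if its filling consists of projections $|j\rangle\langle j|$.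
\end{proof}

The price of making the blocks redundant is that a frame must fit in an $n\times n$ array, although the grid has $n^2$ rows. This is the source of the bound $n\ge19$: our frames have $19$ row nodes and $19$ column nodes.

\section{The hexagon}\label{sec:hexagon}

We want a piece of frame that receives $u_1,u_2,u_3$ and can be filled when some unit vector $h$ is orthogonal to all three. A node with $S_v=\{1,2,3\}$ that sees $u_k$ and $h$ forces them to be orthogonal, but a cell holding $h$ touches only two nodes. Copies of $h$ arise as follows: if two adjacent nodes with $S_v=\{1,2,3\}$ share a cell and both see $u_k$, then their third cells hold the same projection. Chaining this step for $k=1,2,3$ and closing up gives a hexagon.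

A \emph{normal hexagon} has row nodes $r_1,r_2,r_3$ and column nodes $c_1,c_2,c_3$, all with $S_v=\{1,2,3\}$, and the six cells
\[
a_k=r_kc_k,\qquad b_k=c_kr_{k+1}.
\]
Each of the six nodes has one further cell, its \emph{pendant}, which leads out of the hexagon. The pendants at $r_k$ and $c_k$ are of \emph{type} $k$. A \emph{transposed hexagon} is the same with rows and columns exchanged: $a_k=r_kc_k$ and $b_k=r_kc_{k+1}$. See Figure~\ref{fig:hexagon}.

\begin{figure}[ht]
\centering
\begin{tikzpicture}[scale=0.95]
\begin{scope}
\node[draw,circle,inner sep=1.5pt] (r1) at (120:1.4) {$r_1$};
\node[draw,rectangle,inner sep=3pt] (c1) at (60:1.4) {$c_1$};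
\node[draw,circle,inner sep=1.5pt] (r2) at (0:1.4) {$r_2$};
\node[draw,rectangle,inner sep=3pt] (c2) at (-60:1.4) {$c_2$};
\node[draw,circle,inner sep=1.5pt] (r3) at (-120:1.4) {$r_3$};
\node[draw,rectangle,inner sep=3pt] (c3) at (180:1.4) {$c_3$};
\draw (r1) -- node[above] {$a_1$} (c1) -- node[right] {$b_1$} (r2) -- node[right] {$a_2$} (c2) -- node[below] {$b_2$} (r3) -- node[left] {$a_3$} (c3) -- node[left] {$b_3$} (r1);
\draw[dashed] (r1) -- (120:2.3) node[left] {$x_1$};
\draw[dashed] (c1) -- (60:2.3) node[right] {$y_1$};
\draw[dashed] (r2) -- (0:2.3) node[right] {$x_2$};
\draw[dashed] (c2) -- (-60:2.3) node[right] {$y_2$};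
\draw[dashed] (r3) -- (-120:2.3) node[left] {$x_3$};
\draw[dashed] (c3) -- (180:2.3) node[left] {$y_3$};
\end{scope}
\begin{scope}[xshift=6.4cm]
\node[draw,circle,inner sep=1.5pt] (R1) at (120:1.4) {$r_1$};
\node[draw,rectangle,inner sep=3pt] (C1) at (60:1.4) {$c_1$};
\node[draw,circle,inner sep=1.5pt] (R2) at (0:1.4) {$r_2$};
\node[draw,rectangle,inner sep=3pt] (C2) at (-60:1.4) {$c_2$};
\node[draw,circle,inner sep=1.5pt] (R3) at (-120:1.4) {$r_3$};
\node[draw,rectangle,inner sep=3pt] (C3) at (180:1.4) {$c_3$};
\draw (R1) -- node[above] {$1$} (C1) -- node[right] {$3$} (R2) -- node[right] {$2$} (C2) -- node[below] {$1$} (R3) -- node[left] {$3$} (C3) -- node[left] {$2$} (R1);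
\draw[dashed] (R1) -- (120:2.3) node[left] {$3$};
\draw[dashed] (C1) -- (60:2.3) node[right] {$2$};
\draw[dashed] (R2) -- (0:2.3) node[right] {$1$};
\draw[dashed] (C2) -- (-60:2.3) node[right] {$3$};
\draw[dashed] (R3) -- (-120:2.3) node[left] {$2$};
\draw[dashed] (C3) -- (180:2.3) node[left] {$1$};
\end{scope}
\end{tikzpicture}
\caption{Left: a normal hexagon. Circles are row nodes, squares are column nodes, edges are cells, and the dashed edges are the pendants, labeled by their bits. Right: the flip. Each cell is labeled by its symbol, every node sees $1,2,3$, and the two pendants at $r_k$ and $c_k$ carry different symbols.}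
\label{fig:hexagon}
\end{figure}

\begin{lemma}\label{lem:qhex}
Let $h,u_1,u_2,u_3$ be unit vectors in $\mathbb C^3$ with $h\perp u_k$ for all $k$. In a normal or transposed hexagon put $|u_k\rangle\langle u_k|$ on both pendants of type $k$, $|h\rangle\langle h|$ on $b_1,b_2,b_3$, and $I-|h\rangle\langle h|-|u_k\rangle\langle u_k|$ on $a_k$. Then all these are rank-one projections, and they sum to $\Pi_{\{1,2,3\}}$ at each of the six nodes.
\end{lemma}

\begin{proof}
The operator on $a_k$ projects onto the line orthogonal to $h$ and $u_k$. The cells at $r_k$, and those at $c_k$, are $a_k$, a pendant of type $k$ and one of the cells $b_l$.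
\end{proof}

Nothing in the hexagon forces the two pendants of the same type to agree. The next lemma shows that, classically, there is exactly one way for them to disagree.

\begin{lemma}\label{lem:chex}
Let the pendants at $r_k$ and $c_k$ carry symbols of $T_k$ with bits $x_k$ and $y_k$. For a normal hexagon, the six cells $a_k,b_k$ can be given symbols so that each node sees $1,2,3$ if and only if
\begin{itemize}
\item $x=y\notin\{000,111\}$ (the hexagon \emph{passes}), or
\item $x=111$ and $y=000$ (the hexagon \emph{flips}).
\end{itemize}
In both cases the symbols on $a_k,b_k$ are unique. The same holds for a transposed hexagon, except that the flip is $x=000$, $y=111$.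
\end{lemma}

\begin{proof}
The transposed case follows from the normal one by exchanging rows and columns, hence $x$ and $y$. Let the hexagon be normal, so that the cells at $r_k$ are $a_k,b_{k-1}$ and a pendant, and those at $c_k$ are $a_k,b_k$ and a pendant.

Suppose that an extension exists, and fix a symbol $k$. It is seen once at each of the three row nodes and once at each of the three column nodes, and each cell $a_l,b_l$ is seen by one row node and one column node. So $k$ occurs equally often on row pendants and on column pendants. It can occur on a pendant of type $k-1$, as bit $0$, and on a pendant of type $k+1$, as bit $1$. Therefore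
\[
(1-x_{k-1})+x_{k+1}=(1-y_{k-1})+y_{k+1},
\]
that is, $x_{k+1}-y_{k+1}=x_{k-1}-y_{k-1}$ for all $k$. Thus $\delta=x_k-y_k\in\{0,1,-1\}$ does not depend on $k$.

\emph{Case $\delta=0$.} The pendants at $r_k$ and $c_k$ carry the same symbol $p_k$. These nodes share $a_k$, so $b_{k-1}$ and $b_k$ carry the same symbol. Hence all $b_k$ carry one symbol $t\notin\{p_1,p_2,p_3\}$, and $a_k$ carries the symbol other than $t$ and $p_k$. Conversely every such $t$ gives an extension. By Lemma~\ref{lem:bits}, there is no such $t$ if $x\in\{000,111\}$, and exactly one otherwise.

\emph{Case $\delta=1$.} Here $x=111$ and $y=000$: the pendant at $r_k$ carries $k-1$ and the pendant at $c_k$ carries $k+1$, so $a_k$ carries $k$. The node $c_k$ sees $k+1$ and $k$, so it requires $k-1$ on $b_k$. The node $r_{k+1}$ sees $k$ on its pendant and $k+1$ on $a_{k+1}$, so it also requires $k-1$ on $b_k$. There is exactly one extension, shown in Figure~\ref{fig:hexagon}.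

\emph{Case $\delta=-1$.} Here $x=000$ and $y=111$: the pendant at $r_k$ carries $k+1$ and the pendant at $c_k$ carries $k-1$, so again $a_k$ carries $k$. Now $c_k$ requires $k+1$ on $b_k$, while $r_{k+1}$ sees $k+2$ and $k+1$ and requires $k$ on $b_k$. There is no extension.
\end{proof}

The pass is the classical case of Lemma~\ref{lem:qhex}, with $h=|t\rangle$. The flip is the unintended behavior announced above. What makes it manageable is that it has a direction: a normal hexagon admits $(x,y)=(111,000)$ and not $(000,111)$.

\section{Four hexagons in three loops}\label{sec:four}

\subsection{The frames $\mathcal F_0$ and $\mathcal F_1$}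

We take one hexagon $H_g$ for each of the four conditions in \eqref{eq:coplanar}, with nodes $r^g_k,c^g_k$. The hexagon $H_g$ should receive $u_k(s^g_k)$ on its pendants of type $k$. It has two such pendants, so we use one as an input and one as an output, and pass the basis of $V_k$ around a loop through the four hexagons. Along a path of nodes with $S_v=T_k$ the cells alternate between the two vectors of a basis of $V_k$; such paths are the wires of the loop.

For $g\in\{0,1,2,3\}$ and each type $k$, the \emph{input node} of $H_g$ is $r^g_k$ and the \emph{output node} is $c^g_k$ if $s^g_k=0$; the input node is $c^g_k$ and the output node is $r^g_k$ if $s^g_k=1$. Lemma~\ref{lem:signals} will show why the roles depend on $s^g_k$. For each type fix a cyclic order of the hexagons: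
\begin{equation}\label{eq:orders}
\begin{array}{ll}
\text{type }1: & 0\to2\to3\to1\to0,\\
\text{type }2: & 0\to1\to2\to3\to0,\\
\text{type }3: & 0\to1\to3\to2\to0.
\end{array}
\end{equation}
If $g'$ follows $g$ in the order of type $k$, join the output node of $H_g$ to the input node of $H_{g'}$ by a path through new \emph{wire nodes of type $k$}, which have degree $2$ and $S_v=T_k$. The path is called a \emph{wire}, and its first and last cells are the pendants at the two hexagon nodes. The output node is a column node if and only if $s^g_k=0$, and the input node is a column node if and only if $s^{g'}_k=1$. So there are two cases.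
\begin{itemize}
\item If $s^g_k\ne s^{g'}_k$, the two nodes are of the same kind, and we use a \emph{short wire} with one wire node and two cells.
\item If $s^g_k=s^{g'}_k$, the two nodes are of different kinds, and we use a \emph{long wire} with two wire nodes and three cells.
\end{itemize}
Along the cyclic orders \eqref{eq:orders} the values $s^g_k$ are $0,1,1,0$ for type $1$ and $0,1,0,1$ for types $2$ and $3$. The twelve wires, written as paths from output to input, are as follows; $\rho$ denotes row nodes and $\kappa$ column nodes.
\[
\begin{array}{c|l|c|l|c|l}
\multicolumn{2}{c|}{\text{type }1}&\multicolumn{2}{c|}{\text{type }2}&\multicolumn{2}{c}{\text{type }3}\\\hline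
0\to2& c^0_1,\ \rho_{1,1},\ c^2_1 &0\to1& c^0_2,\ \rho_{2,1},\ c^1_2 &0\to1& c^0_3,\ \rho_{3,1},\ c^1_3\\[2pt]
2\to3& r^2_1,\ \kappa_{1,2},\ \rho_{1,2},\ c^3_1 &1\to2& r^1_2,\ \kappa_{2,1},\ r^2_2 &1\to3& r^1_3,\ \kappa_{3,1},\ r^3_3\\[2pt]
3\to1& r^3_1,\ \kappa_{1,1},\ r^1_1 &2\to3& c^2_2,\ \rho_{2,2},\ c^3_2 &3\to2& c^3_3,\ \rho_{3,2},\ c^2_3\\[2pt]
1\to0& c^1_1,\ \rho_{1,3},\ \kappa_{1,3},\ r^0_1 &3\to0& r^3_2,\ \kappa_{2,2},\ r^0_2 &2\to0& r^2_3,\ \kappa_{3,2},\ r^0_3
\end{array}
\]
Let $\mathcal F_0$ be the frame in which all four hexagons are normal, and $\mathcal F_1$ the frame in which $H_0$ is transposed and $H_1,H_2,H_3$ are normal. Every hexagon node is an end of exactly one wire, so it has degree $3$. Both frames are simple bipartite graphs with $12+3+2+2=19$ row nodes and as many column nodes. They have $24$ cells in hexagons, $20$ in the ten short wires and $6$ in the two long wires, in total $50$.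

\subsection{A non-classical filling}

\begin{proposition}\label{prop:qfill}
Each of $\mathcal F_0$ and $\mathcal F_1$ has a quantum filling that is not classical.
\end{proposition}

\begin{proof}
Fill $H_g$ and its pendants by Lemma~\ref{lem:qhex} with $u_k=q_k(s^g_k)$ and $h=h^g$; the hypothesis is Proposition~\ref{prop:parity}(a). This satisfies all hexagon nodes, whether $H_0$ is normal or transposed. A short wire of type $k$ joins hexagons with $s^g_k\neq s^{g'}_k$, so its wire node sees $q_k(0)$ and $q_k(1)$, whose projections sum to $\Pi_{T_k}$. A long wire is of type $1$ and joins hexagons with $s^g_1=s^{g'}_1=s$; put the projection onto $q_1(1-s)$ on its middle cell, and both wire nodes see $q_1(0)$ and $q_1(1)$. No $q_k(s)$ is a multiple of a computational basis vector, so the filling is not classical.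
\end{proof}

\subsection{Classical fillings}

In a classical filling a pendant of type $k$ is a cell at a wire node with $S_v=T_k$, so it carries a symbol of $T_k$ and has a bit. Define the \emph{signal} at a node $r^g_k$ or $c^g_k$ as the bit of its pendant plus $s^g_k$, modulo $2$; it plays the role of $v_k$ in the proof of Proposition~\ref{prop:parity}(b). Let $\mathrm{in}_k(g)$ and $\mathrm{out}_k(g)$ be the signals at the input and output nodes of type $k$ of $H_g$, and $\mathrm{in}(g),\mathrm{out}(g)\in\{0,1\}^3$ the corresponding vectors.

\begin{lemma}\label{lem:signals}
The classical fillings of $\mathcal F_0$ or $\mathcal F_1$ correspond bijectively to the families of vectors $\mathrm{in}(g),\mathrm{out}(g)\in\{0,1\}^3$, $g=0,1,2,3$, with the following properties.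
\begin{enumerate}
\item[(W)] $\mathrm{out}_k(g)=\mathrm{in}_k(g')$ whenever $g'$ follows $g$ in the order of type $k$.
\item[(H)] For each $g$, either $\mathrm{in}(g)=\mathrm{out}(g)\notin\{s^g,\overline{s^g}\}$ (pass), or $H_g$ is normal, $\mathrm{in}(g)=111$ and $\mathrm{out}(g)=000$ (flip down), or $g=0$, $H_0$ is transposed, $\mathrm{in}(0)=000$ and $\mathrm{out}(0)=111$ (flip up).
\end{enumerate}
\end{lemma}

\begin{proof}
A family of signals is the same as an assignment of symbols of $T_k$ to the pendants of type $k$. We show that such an assignment extends to the wires if and only if (W) holds, to the hexagons if and only if (H) holds, and that the extension is unique.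

The node of a short wire is satisfied if and only if the two pendants have opposite bits. Since $s^g_k\ne s^{g'}_k$, this says that the signals at the two ends are equal. A long wire can be completed if and only if its pendants have equal bits, and then the middle cell carries the other symbol of $T_1$. Since $s^g_1=s^{g'}_1$, this again says that the signals are equal.

For the hexagons we translate Lemma~\ref{lem:chex}. A pass with $x=y\notin\{000,111\}$ means $\mathrm{in}(g)=\mathrm{out}(g)=x\oplus s^g\notin\{s^g,\overline{s^g}\}$. In the flip of a normal hexagon the row pendants have bit $1$ and the column pendants bit $0$. If $s^g_k=0$, the input is the row node, with signal $1\oplus0=1$, and the output is the column node, with signal $0\oplus 0=0$. If $s^g_k=1$, the input is the column node, with signal $0\oplus1=1$, and the output is the row node, with signal $1\oplus1=0$. So the flip is $\mathrm{in}(g)=111$, $\mathrm{out}(g)=000$. If $H_0$ is transposed, its flip has bits $0$ on rows and $1$ on columns; as $s^0=000$, the inputs are the row nodes and signals equal bits, so $\mathrm{in}(0)=000$, $\mathrm{out}(0)=111$. Uniqueness on the hexagons is part of Lemma~\ref{lem:chex}.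
\end{proof}

The dependence of input and output on $s^g_k$ is what makes every flip of a normal hexagon lower all three signals. Had we always taken the row node as input, a flip would have $\mathrm{in}(g)=\overline{s^g}$ and $\mathrm{out}(g)=s^g$, lowering some signals and raising others. With our choice the loops give a conservation law. By (W), the multiset of the $\mathrm{out}_1(g)$ equals that of the $\mathrm{in}_1(g)$, so $\sum_g(\mathrm{out}_1(g)-\mathrm{in}_1(g))=0$. A pass contributes $0$, a flip down $-1$ and a flip up $+1$. Hence
\begin{equation}\label{eq:balance}
\text{the number of flips down equals the number of flips up.}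
\end{equation}

\begin{proposition}\label{prop:cfill}
The frame $\mathcal F_0$ has no classical filling, and $\mathcal F_1$ has exactly one.
\end{proposition}

\begin{proof}
\emph{In either frame some hexagon flips.} Suppose that all four pass. Each loop visits all hexagons, so by (W) the signal of type $k$ has one value $v_k$ throughout, and $\mathrm{in}(g)=v$ for all $g$. Then (H) requires $v\notin\{s^g,\overline{s^g}\}$ for all $g$, which is impossible since these vectors exhaust $\{0,1\}^3$.

\emph{The frame $\mathcal F_0$.} There are no flips up, so by \eqref{eq:balance} there are no flips at all, and there is no classical filling.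

\emph{The frame $\mathcal F_1$.} Only $H_0$ can flip up. By \eqref{eq:balance}, $H_0$ flips up, exactly one $H_j$ with $j\in\{1,2,3\}$ flips down, and the other two hexagons pass. In each loop the signal is $1$ from the output of $H_0$ to the input of $H_j$, and $0$ from the output of $H_j$ to the input of $H_0$. So $j$ determines all signals: a passing hexagon $H_g$ has $\mathrm{in}_k(g)=\mathrm{out}_k(g)=1$ if and only if $g$ comes before $j$ in the $k$-th of the lists
\[
(2,3,1),\qquad(1,2,3),\qquad(1,3,2),
\]
which are the orders \eqref{eq:orders} read after $0$. These signals satisfy (W), and they satisfy (H) at $H_0$ and $H_j$. It remains to test (H) at the passing hexagons. Note that $1$ is last in the first list and first in the other two.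

If $j=2$ or $j=3$, then $H_1$ passes with $\mathrm{in}(1)=011=s^1$, which (H) forbids. If $j=1$, then $H_2$ and $H_3$ pass with $\mathrm{in}(2)=\mathrm{in}(3)=100$. This is allowed, since $100\notin\{s^2,\overline{s^2}\}=\{101,010\}$ and $100\notin\{s^3,\overline{s^3}\}=\{110,001\}$. Exactly one family of signals satisfies (W) and (H), and Lemma~\ref{lem:signals} completes the proof.
\end{proof}

The filling of $\mathcal F_1$ can be written out from the proof of Lemma~\ref{lem:chex}. The hexagons $H_2$ and $H_3$ pass with bits $100\oplus s^2=001$ and $100\oplus s^3=010$, and the symbols, listed for $k=1,2,3$, are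
\[
\begin{array}{c|cccc}
&\text{pendants at }r^g_k&\text{pendants at }c^g_k&a_k&b_k\\\hline
H_0&2,3,1&3,1,2&1,2,3&3,1,2\\
H_1&3,1,2&2,3,1&1,2,3&3,1,2\\
H_2&2,3,2&2,3,2&3,2,3&1,1,1\\
H_3&2,1,1&2,1,1&1,2,2&3,3,3
\end{array}
\]
The middle cells of the two long wires carry the symbol $3$.

\begin{remark}\label{rem:orders}
The count for $\mathcal F_1$ depends on the cyclic orders. If all three types used the order $0\to1\to2\to3\to0$, with wires built by the same rule, a passing hexagon $H_g$ with $g\ge1$ would receive $111$ or $000$. Neither is $s^g$ or $\overline{s^g}$, so each of $j=1,2,3$ would give a classical filling. The orders \eqref{eq:orders} place $H_1$ so that it cannot pass once $H_0$ has flipped. In type $1$ this makes $H_1$ adjacent to $H_0$ although $s^1_1=s^0_1$, which accounts for the long wires.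
\end{remark}

\subsection{The grids}

\begin{lemma}\label{lem:room}
For every $n\ge19$ the frames $\mathcal F_0$ and $\mathcal F_1$ satisfy the hypothesis of Lemma~\ref{lem:embed}.
\end{lemma}

\begin{proof}
Place the nodes in any way, let $m=n-19$, and let $\nu_1,\dots,\nu_m$ be the unused rows and $\nu'_1,\dots,\nu'_m$ the unused columns. Hexagon nodes have $S_v=\{1,2,3\}$. So the rows $v$ with $j\notin S_v$ are the $\rho_{j,i}$ and the $\nu_i$, and the columns with $j\notin S_v$ are the $\kappa_{j,i}$ and the $\nu'_i$. Put
\[
M_1=\{(\rho_{1,1},\kappa_{1,2}),\,(\rho_{1,2},\kappa_{1,3}),\,(\rho_{1,3},\kappa_{1,1})\}\cup\{(\nu_i,\nu'_i):1\le i\le m\}.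
\]
For $j=2,3$ list the relevant rows and columns as
\[
(w_1,\dots,w_{m+2})=(\nu_1,\dots,\nu_m,\rho_{j,1},\rho_{j,2}),\qquad (w'_1,\dots,w'_{m+2})=(\nu'_1,\dots,\nu'_m,\kappa_{j,1},\kappa_{j,2}),
\]
and put $M_j=\{(w_t,w'_{t+j-1}):1\le t\le m+2\}$, with the index of $w'$ read modulo $m+2$. Each $M_j$ is a perfect matching between the rows and the columns $v$ with $j\notin S_v$, as required.

The only cells of $E$ with no hexagon node as an end are the middle cells $(\rho_{1,2},\kappa_{1,2})$ and $(\rho_{1,3},\kappa_{1,3})$ of the long wires, and these lie in no $M_j$. A position in two of the sets $M_j$ has a row and a column that lack two of the symbols $1,2,3$ in $S_v$, so it has the form $(\nu_i,\nu'_l)$. Since $i+j-1\le m+2$, no reduction of the index occurs, and $(\nu_i,\nu'_l)\in M_j$ implies $l-i=j-1$. So the sets $M_j$ are pairwise disjoint.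
\end{proof}

\begin{proof}[Proof of Theorems~\ref{thm:main} and \ref{thm:more}(b)]
Let $n\ge19$. By Lemmas~\ref{lem:embed} and \ref{lem:room} there are grids $G_0,G_1\in\mathsf{CG}_{n^2}$ whose solutions correspond to the fillings of $\mathcal F_0$ and $\mathcal F_1$. By Propositions~\ref{prop:qfill} and \ref{prop:cfill}, the grid $G_0$ has a quantum solution and no classical solution, which is Theorem~\ref{thm:more}(b). The grid $G_1$ has $50$ empty cells, exactly one classical solution and a non-classical quantum solution. By Theorem~\ref{thm:more}(a) it has uncountably many quantum solutions.
\end{proof}

\section{The case $n=2$}\label{sec:two}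

For $4\times4$ squares a row meets two blocks and a block has two rows. A half-row therefore determines all half-rows of its band by complementation, and the same holds for half-columns. This reduces a quantum square to four projections of rank two. For a projection $P$ on $\mathbb C^4$ write $\overline P=I-P$.

\begin{lemma}\label{lem:param}
Let $R_1,R_2,C_1,C_2$ be projections of rank two on $\mathbb C^4$ such that, for all $s,t\in\{1,2\}$, $R_s$ commutes with $C_t$ and $R_sC_t$ has rank one. Then the four products $R_sC_t$, $R_s\overline{C_t}$, $\overline{R_s}C_t$, $\overline{R_s}\,\overline{C_t}$ are projections of rank one, and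
\begin{equation}\label{eq:square}
\begin{array}{|cc|cc|}\hline
R_1C_1&R_1\overline{C_1}&\overline{R_1}C_2&\overline{R_1}\,\overline{C_2}\\[2pt]
\overline{R_1}C_1&\overline{R_1}\,\overline{C_1}&R_1C_2&R_1\overline{C_2}\\[2pt]\hline
R_2\overline{C_1}&R_2C_1&\overline{R_2}\,\overline{C_2}&\overline{R_2}C_2\\[2pt]
\overline{R_2}\,\overline{C_1}&\overline{R_2}C_1&R_2\overline{C_2}&R_2C_2\\[2pt]\hline
\end{array}
\end{equation}
is a quantum square. Every quantum square of size $4$ arises in this way from exactly one quadruple, and it is classical if and only if the four projections are diagonal.
\end{lemma}

\begin{proof}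
Products of commuting projections are projections, and their rank is their trace. We have $\operatorname{tr}R_s\overline{C_t}=\operatorname{tr}R_s-\operatorname{tr}R_sC_t=1$, likewise $\operatorname{tr}\overline{R_s}C_t=1$, and $\operatorname{tr}\overline{R_s}\,\overline{C_t}=\operatorname{tr}\overline{R_s}-\operatorname{tr}\overline{R_s}C_t=1$. In \eqref{eq:square} the two halves of a row sum to $R_s$ and $\overline{R_s}$, the two halves of a column sum to $C_t$ and $\overline{C_t}$, and a block sums to $(R_s+\overline{R_s})(C_t+\overline{C_t})=I$.

Conversely, let $Q$ be a quantum square. Put
\[
R_1=Q_{11}+Q_{12},\quad R_2=Q_{31}+Q_{32},\quad C_1=Q_{11}+Q_{21},\quad C_2=Q_{13}+Q_{23};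
\]
these formulas also recover the quadruple from \eqref{eq:square}, which gives uniqueness. By Lemma~\ref{lem:proj} they are projections of rank two. The upper left block gives $Q_{21}+Q_{22}=\overline{R_1}$, the first row gives $Q_{13}+Q_{14}=\overline{R_1}$, and then the upper right block gives $Q_{23}+Q_{24}=R_1$. The same argument in the lower band and in the two stacks shows that every half-row and half-column of $Q$ has the same sum as in \eqref{eq:square}. A cell is the intersection of a half-row and a half-column of its block, and the four projections of a block are mutually orthogonal. So the sums over the half-row and the half-column commute and their product is the entry of the cell; for instance $(Q_{11}+Q_{12})(Q_{11}+Q_{21})=Q_{11}$. Thus $Q$ is \eqref{eq:square}, and the block of $R_s$ and $C_t$ shows that they commute with product of rank one. Sums and products of diagonal projections are diagonal, and a diagonal projection of rank one is some $|k\rangle\langle k|$; this gives the last claim.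
\end{proof}

Let $\Gamma$ be the $4$-cycle $R_1C_1R_2C_2$, where the same letters name the vertices and the projections attached to them; each $R_s$ is adjacent to each $C_t$. A diagonal projection of rank two is $\Pi_S$ for a $2$-subset $S\subset[4]$, and $\Pi_S\Pi_{S'}=\Pi_{S\cap S'}$ has rank one unless $S'=S$ or $S'=[4]\setminus S$. Call a pair $\{S,[4]\setminus S\}$ a \emph{class}; the three classes are $12|34$, $13|24$, $14|23$. Classical squares correspond to quadruples $(S_X)_{X\in\Gamma}$ of $2$-subsets whose classes form a proper coloring of $\Gamma$, that is, adjacent vertices have different classes.

Now let $A$ be a classical grid of size $4$ and fix a quantum solution, given by $(R_1,R_2,C_1,C_2)$. We look for classical solutions of $A$ by replacing each projection with a diagonal one, keeping all the information that a clue could impose. For a vertex $X$ let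
\[
K_X^+=\{k:X|k\rangle=|k\rangle\},\qquad K_X^-=\{k:X|k\rangle=0\},\qquad K_X=K_X^+\cup K_X^-.
\]
Thus $K_X$ lists the computational basis vectors that are eigenvectors of $X$, and $X$ is diagonal if and only if $K_X=[4]$. A $2$-subset $S$ \emph{agrees} with $X$ if $K^+_X\subseteq S$ and $S\cap K^-_X=\emptyset$. The \emph{list} $L_X$ is the set of classes that contain a $2$-subset agreeing with $X$. For diagonal $X=\Pi_S$ the list consists of the class of $S$, which we call the class of $X$.

\begin{lemma}\label{lem:lists-to-solutions}
Every proper coloring of $\Gamma$ with $X$ colored by a class in $L_X$ gives a classical solution of $A$, and different colorings give different solutions.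
\end{lemma}

\begin{proof}
For each $X$ choose $S_X$ in the class of the coloring that agrees with $X$, and form the classical square of the quadruple $(\Pi_{S_X})$. Let $k$ be a clue of $A$ in a cell of the block of $R_s$ and $C_t$, say a cell with entry $R_s\overline{C_t}=|k\rangle\langle k|$. Then $|k\rangle$ lies in the ranges of $R_s$ and $\overline{C_t}$, so $k\in K^+_{R_s}\cap K^-_{C_t}$, hence $k\in S_{R_s}\setminus S_{C_t}$. The entry of the classical square in this cell is the rank-one projection $\Pi_{S_{R_s}\setminus S_{C_t}}$, so it is $|k\rangle\langle k|$. The other three sign patterns are treated by the same argument with $+$ and $-$ exchanged. Different colorings give different quadruples, hence different squares by Lemma~\ref{lem:param}.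
\end{proof}

In Example~\ref{ex:intercalate}, with $P$ not diagonal, $R_1=R_2=\Pi_{\{1,2\}}$, $C_2=\Pi_{\{1,3\}}$ and $C_1=P+|3\rangle\langle3|$. Here $K^+_{C_1}=\{3\}$ and $K^-_{C_1}=\{4\}$, the agreeing subsets are $\{1,3\}$ and $\{2,3\}$, and $L_{C_1}=\{13|24,\,14|23\}$. The list avoids the class $12|34$ of the neighbors of $C_1$, and its two elements give the two classical solutions. The next lemma shows that a non-diagonal vertex always keeps two options.

\begin{lemma}\label{lem:lists}
Let $Y$ be a non-diagonal vertex, and let $L'_Y$ be $L_Y$ without the classes of the diagonal neighbors of $Y$. Then $|L'_Y|\ge2$.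
\end{lemma}

\begin{proof}
\emph{The list $L_Y$.} The span of $\{|k\rangle:k\in K_Y\}$ is invariant under the self-adjoint operator $Y$, so its orthogonal complement $W$, spanned by the other basis vectors, is invariant too, and none of these is an eigenvector of $Y$. If $|K_Y|=3$ then $W$ is an invariant coordinate line, a contradiction. If $|K_Y|=2$, the restriction of $Y$ to the plane $W$ is a projection that is not $0$ or the identity, so it has rank one. Since $Y$ has rank two, $K_Y^+=\{i\}$ and $K_Y^-=\{j\}$ for some $i\neq j$. With $[4]=\{i,j,k,l\}$ the agreeing subsets are $\{i,k\}$ and $\{i,l\}$, so $L_Y$ consists of the two classes other than $ij|kl$. If $|K_Y|\le1$, then $L_Y$ consists of all three classes, because each class has a member containing a given point and a member avoiding it. So $|L_Y|\ge2$, which proves the lemma if $Y$ has no diagonal neighbor.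

\emph{All diagonal neighbors have the same class.} If $Y$ had neighbors $\Pi_S,\Pi_{S'}$ of different classes, it would commute with the four products of $\Pi_S,\overline{\Pi_S}$ with $\Pi_{S'},\overline{\Pi_{S'}}$, which are the four projections $|k\rangle\langle k|$. Then $Y$ would be diagonal.

\emph{The list contains both other classes.} Let $ij|kl$ be the class of a diagonal neighbor. By Lemma~\ref{lem:param}, $Y$ commutes with $\Pi_{\{i,j\}}$ and $\Pi_{\{k,l\}}$ and both products have rank one. So $Y=Z\oplus Z'$ with $Z,Z'$ of rank one on $\operatorname{span}(|i\rangle,|j\rangle)$ and $\operatorname{span}(|k\rangle,|l\rangle)$. A self-adjoint $2\times2$ matrix with a basis vector as eigenvector is diagonal, so $K_Y$ contains both or none of $i,j$, and both or none of $k,l$. As $K_Y\neq[4]$, it is $\emptyset$, $\{i,j\}$ or $\{k,l\}$. By the first step $L_Y$ contains the two classes other than $ij|kl$ in each case, and these form $L'_Y$.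
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:more}(c)]
Let $A$ have a non-classical solution, so that some vertex of $\Gamma$ is non-diagonal. By Lemma~\ref{lem:lists-to-solutions} it suffices to find two proper colorings of $\Gamma$ from the lists $L_X$.

\emph{Some vertex is diagonal.} Color each diagonal vertex by its class; adjacent diagonal vertices have different classes because their product has rank one. The non-diagonal vertices induce a nonempty disjoint union of paths. Color them path by path, in order along each path, using the lists $L'_Y$, which rules out conflicts with diagonal vertices. The first vertex has at least two choices. Each later vertex has at most one colored neighbor on its path, so by Lemma~\ref{lem:lists} it has at least one choice. This gives two colorings.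

\emph{No vertex is diagonal.} All four lists have at least two of the three classes, so $L_{R_1}$ and $L_{R_2}$ have a common class $z$. Color $R_1$ and $R_2$ by $z$; then each $C_t$ may take any class of $L_{C_t}\setminus\{z\}\neq\emptyset$. If $z\notin L_{C_t}$ for some $t$, this $C_t$ has two choices and we are done. Otherwise $z$ lies in all four lists, and a second coloring gives $z$ to $C_1$ and $C_2$ and a class of $L_{R_s}\setminus\{z\}$ to each $R_s$.

So $A$ has at least two classical solutions. If $A\in\mathsf{CUG}_4$, every quantum solution of $A$ is therefore classical and equals the unique classical solution. Thus $\mathsf{CUG}_4\subseteq\mathsf{QUG}_4\cap\mathsf{CG}_4$, and the reverse inclusion is Theorem~\ref{thm:more}(a).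
\end{proof}

In particular, a classical $4\times4$ grid with a quantum solution has a classical solution, so the phenomenon of Theorem~\ref{thm:more}(b) does not occur for $n=2$ either.

\begin{thebibliography}{9}

\bibitem{NP}
Ion Nechita and Jordi Pillet, \emph{SudoQ -- a quantum variant of the popular game}, arXiv:2005.10862 (2020).

\end{thebibliography}
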